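# Kirkwood–Dirac positive states and chains of compact open subgroups

## 1. One qubit: the KD-positive states form a square

Take $G=\mathbb Z/2$ and the Hilbert space $\mathbb C^2$ with basis $|0\rangle,|1\rangle$. The group has two characters, $\chi_+(x)=1$ and $\chi_-(x)=(-1)^x$. Put $|\chi\rangle=\sum_x\chi(x)|x\rangle$, so that $\langle x|\chi\rangle=\chi(x)$. To a $2\times2$ matrix $A$ attach the function of position $x$ and frequency $\chi$
$$KD_A(x,\chi)=\langle\chi|x\rangle\langle x|A|\chi\rangle=\overline{\chi(x)}\sum_yA_{xy}\chi(y).$$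
It resembles a joint density: its average over the two characters is $A_{xx}$. In general, however, it is complex.

Let $\rho=\begin{pmatrix}a&b\\ \bar b&d\end{pmatrix}$ be self-adjoint. The four values are
$$KD(0,\chi_\pm)=a\pm b,\qquad KD(1,\chi_\pm)=d\pm\bar b .$$
When are they all $\ge0$? First they must be real, so $b=t\in\mathbb R$. Then the conditions are $|t|\le a$ and $|t|\le d$. In that case, with $\pm$ the sign of $t$ and $|\pm\rangle=(|0\rangle\pm|1\rangle)/\sqrt2$,
$$\begin{pmatrix}a&t\\t&d\end{pmatrix}=(a-|t|)\,|0\rangle\langle0|+(d-|t|)\,|1\rangle\langle1|+2|t|\,|\pm\rangle\langle\pm| .$$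
All coefficients are $\ge0$. So we never had to require that $\rho$ be a positive matrix; this came for free. With trace $1$ the set of solutions is the square $|t|\le\frac12-|a-\frac12|$, and its four vertices are the pure states $|0\rangle,|1\rangle,|+\rangle,|-\rangle$. The KD function of each vertex is the indicator of two points: $\{0\}\times\{\chi_\pm\}$, $\{1\}\times\{\chi_\pm\}$, $\{0,1\}\times\{\chi_+\}$, $\{0,1\}\times\{\chi_-\}$.

So for one qubit, every state with nonnegative KD function is a mixture of *pure* states with nonnegative KD function. For which groups $G$ in place of $\mathbb Z/2$ does this remain true? Two qubits, $G=\mathbb Z/2\times\mathbb Z/2$, already give a counterexample, which we will write down explicitly in Section 8. The property of $G$ that decides the matter is whether its compact open subgroups form a chain.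

## 2. KD functions on locally compact abelian groups, and the statements

**Groups.** $G$ is a second countable locally compact abelian (SCLCA) group with Haar measure $\mu_G$. The dual $\widehat G$ is the group of continuous homomorphisms $G\to\mathbb S^1$. The Haar measure on $\widehat G$ is normalized so that $\hat\varphi(\chi)=\int_G\varphi(y)\overline{\chi(y)}\,d\mu_G(y)$ is unitary $L^2(G)\to L^2(\widehat G)$. (For finite $G$ with counting measure, $\widehat G$ carries $|G|^{-1}$ times counting measure.) Write $X=G\times\widehat G$.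

For a closed subgroup $C$ let $C^\perp=\{\chi:\chi|_C=1\}$. We use these textbook facts: $C\mapsto C^\perp$ reverses inclusions, $C^{\perp\perp}=C$, $\widehat{G/C}\cong C^\perp$, $\widehat C\cong\widehat G/C^\perp$; a group is compact iff its dual is discrete, and discrete iff its dual is compact; a character integrated over a compact group with normalized Haar measure gives $1$ if it is trivial and $0$ otherwise.

**Definition (compact open subgroups).** $\mathcal J=\mathcal J(G)$ is the set of compact open subgroups of $G$. For $J\in\mathcal J$ put $L_J=J\times J^\perp\subset X$.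

If $J\in\mathcal J$, then $G/J$ is discrete, so $J^\perp$ is compact; and $\widehat G/J^\perp\cong\widehat J$ is discrete, so $J^\perp$ is open. Thus $L_J$ is a compact open subgroup of $X$, and $X/L_J$ is countable. If $H\subset K$ are in $\mathcal J$, then $K/H$ is compact and discrete, hence finite. *Examples.* $\mathcal J(\mathbb R)=\emptyset$; $\mathcal J(\mathbb Z)=\{\{0\}\}$; $\mathcal J(\mathbb S^1)=\{\mathbb S^1\}$. For $\mathbb Z/4$ we get the chain $\{0\}\subset\{0,2\}\subset\mathbb Z/4$; with $\chi_k(x)=i^{kx}$ and $J=\{0,2\}$ we have $J^\perp=\{\chi_0,\chi_2\}$, so a coset of $L_J$ is labelled by $(x\bmod2,\,k\bmod 2)$. For $\mathbb Z/6$ the subgroups of orders $2$ and $3$ are incomparable.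

**Definition (KD distribution).** For $\psi,\varphi\in L^2(G)$ and $A=|\psi\rangle\langle\varphi|$,
$$KD_A(x,\chi)=\psi(x)\,\overline{\hat\varphi(\chi)}\,\overline{\chi(x)} .$$
This extends by linearity and continuity to a unitary map from Hilbert–Schmidt (HS) operators on $L^2(G)$ onto $L^2(X)$. In particular $\langle KD_A,KD_B\rangle=\mathrm{Tr}(A^*B)$.

**Definition (KD-positive states).** A state is a positive trace class operator on $L^2(G)$ of trace $1$. $\mathcal E_{KD+}$ is the set of states $\rho$ with $KD_\rho\ge0$ a.e.; $\mathcal E^{\rm pure}_{KD+}$ is the set of pure states $|\psi\rangle\langle\psi|$ in it; $\mathrm{conv}(\mathcal E^{\rm pure}_{KD+})$ is the trace-norm closed convex hull. The equality under study is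
$$\mathcal E_{KD+}=\mathrm{conv}(\mathcal E^{\rm pure}_{KD+}).\tag{$\ast$}$$

The inclusion $\supseteq$ always holds: $\mathcal E_{KD+}$ is convex, and it is trace-norm closed because trace-norm convergence implies HS convergence, hence $L^2$-convergence of $KD$, and $L^2$-limits of nonnegative functions are nonnegative.

The problem comes from Matéo Spriet, "Characterizing the Kirkwood-Dirac positivity on second countable LCA groups", arXiv:2507.23628 (2025). It lists as known that $\mathcal E_{KD+}\ne\emptyset$ iff $G$ has a compact open subgroup (equivalently, the identity component of $G$ is compact), and that $(\ast)$ holds for connected compact SCLCA groups and for $\mathbb Z/p^k\mathbb Z$, but fails for $\mathbb Z/2\times\mathbb Z/2$ and $\mathbb Z/6$. The conjecture is that total ordering of $\mathcal J$ is sufficient for $(\ast)$. It is true, and the condition is also necessary.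

In Section 3 we attach to each coset $c$ of each $L_J$ a pure state $\Pi_c$ with $KD_{\Pi_c}=1_c$, the *coset state* of $c$.

**Theorem A.** If $\mathcal J$ is totally ordered by inclusion, then $\mathcal E_{KD+}=\mathrm{conv}(\mathcal E^{\rm pure}_{KD+})$.

**Theorem B.** Let $\mathcal J\neq\emptyset$ be totally ordered. (i) Every self-adjoint HS operator $A$ with $KD_A\ge0$ a.e. is a positive operator. (ii) Every $\rho\in\mathcal E_{KD+}$ is a countable convex combination $\sum_ip_i\Pi_{c_i}$ of coset states, with trace-norm convergence. (iii) The extreme points of $\mathcal E_{KD+}$ are exactly the coset states; in particular $\mathcal E^{\rm pure}_{KD+}$ is exactly the set of coset states.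

**Theorem C.** If $\mathcal J$ is not totally ordered, $(\ast)$ fails. Hence $(\ast)$ holds iff $\mathcal J(G)$ is totally ordered.

**Proposition D.** $\mathcal J$ is nonempty and totally ordered iff the identity component $G_0$ is compact and, with $B=\bigcup\mathcal J$, the group $B/G_0$ is topologically isomorphic to one of $0$, $\mathbb Z/p^k$, $\mathbb Z_p$, $\mathbb Z(p^\infty)$, $\mathbb Q_p$ ($p$ prime, $k\ge1$).

Consequently $(\ast)$ holds iff either $G$ has no compact open subgroup, or $G_0$ is compact and $B/G_0$ is in this list.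

If $\mathcal J=\emptyset$, both sides of $(\ast)$ are empty by the quoted result, and Theorem A is trivial. (Section 4 shows how to see this emptiness directly.)

## 3. Translations, averages and coset states

**Three descriptions of an operator.** Let $A$ be HS with kernel $A(x,y)\in L^2(G\times G)$, and put $f(x,u)=A(x,x+u)$. Substituting $y=x+u$,
$$KD_A(x,\chi)=\overline{\chi(x)}\int A(x,y)\chi(y)\,dy=\int f(x,u)\chi(u)\,du ,$$
as an $L^2$-Fourier transform in $u$. Next transform in $x$: $g(\eta,u)=\int f(x,u)\overline{\eta(x)}\,dx$. Each passage is unitary, so $U:KD_A\mapsto g$ is unitary $L^2(X)\to L^2(\widehat G\times G)$. *In the qubit example* with $b=t$ real: $f(x,0)=A_{xx}$ and $f(x,1)=t$, so $g(\eta,0)=a+\eta(1)d$, and $g(\eta,1)=t(1+\eta(1))$, which vanishes unless $\eta=1$. So $g$ lives on $\{u=0\}\cup\{\eta=1\}$. Lemma 1 will generalize this.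

**Covariance.** For $z=(s,\sigma)\in X$ let $(W(z)\varphi)(x)=\sigma(x)\varphi(x-s)$, a unitary, and $\tau_zQ(x,\chi)=Q(x-s,\chi\sigma^{-1})$. Then
$$KD_{W(z)AW(z)^*}=\tau_zKD_A .\tag{1}$$
By continuity and linearity it suffices to take $A=|\psi\rangle\langle\varphi|$. We have $\widehat{W(z)\varphi}(\chi)=\int\varphi(y)\overline{(\chi\sigma^{-1})(y+s)}\,dy=\overline{(\chi\sigma^{-1})(s)}\,\hat\varphi(\chi\sigma^{-1})$, so the left side of (1) is
$$\sigma(x)\psi(x-s)\,(\chi\sigma^{-1})(s)\,\overline{\hat\varphi(\chi\sigma^{-1})}\,\overline{\chi(x)}=\psi(x-s)\,\overline{\hat\varphi(\chi\sigma^{-1})}\;\overline{(\chi\sigma^{-1})(x-s)},$$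
which is the right side. On $f$, the map $\tau_z$ acts as $f(x,u)\mapsto f(x-s,u)\overline{\sigma(u)}$, because $\int f(x-s,u)(\chi\sigma^{-1})(u)\,du=\tau_zKD_A(x,\chi)$. Transforming in $x$,
$$U\tau_{(s,\sigma)}U^{-1}=\text{multiplication by }\overline{\eta(s)\sigma(u)} .\tag{2}$$

**Averaging.** Let $H\subset K$ be in $\mathcal J$ and $M=H\times K^\perp$, a compact open subgroup of $X$ with normalized Haar measure $\lambda$. Put $E_MQ=\int_M\tau_zQ\,d\lambda(z)$: on each coset of $M$, replace $Q$ by its mean. By (2), $UE_MU^{-1}$ is multiplication by $\int_H\overline{\eta(s)}\,ds\int_{K^\perp}\overline{\sigma(u)}\,d\sigma$ (normalized measures). The first factor is $1_{H^\perp}(\eta)$, the second is $1_{K^{\perp\perp}}(u)=1_K(u)$. So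
$$UE_MU^{-1}=\text{multiplication by }1_{H^\perp\times K}.\tag{3}$$
In particular, with $H=K=J$: if $UQ$ vanishes a.e. outside $J^\perp\times J$, then $Q=E_{L_J}Q$ is $L_J$-invariant.

*Convention.* An $L^2$-function invariant under a compact open subgroup $M$ is a.e. equal to its mean on each coset of $M$. We always use the representative that is constant on cosets. Since cosets are open, an a.e. equality or inequality between such functions holds everywhere.

**Coset states.** Let $\psi_J=\mu_G(J)^{-1/2}1_J$. Then $\hat\psi_J=\mu_G(J)^{1/2}1_{J^\perp}$, and since $\chi(x)=1$ on $J\times J^\perp$, $KD_{|\psi_J\rangle\langle\psi_J|}=1_{L_J}$. By (1), $W(z)|\psi_J\rangle\langle\psi_J|W(z)^*$ has KD function $1_{z+L_J}$. As $KD$ is injective, this operator depends only on $c=z+L_J$; call it $\Pi_c$. So $\Pi_c\in\mathcal E^{\rm pure}_{KD+}$, and $\mu(c)=\|1_c\|^2=\|\Pi_c\|_{HS}^2=1$. For the qubit these are exactly the four vertices of the square.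

## 4. The Fourier support of a real KD function

**Lemma 1.** Let $\mathcal J\ne\emptyset$. If $A$ is self-adjoint HS and $Q=KD_A$ is real a.e., then $g=UQ$ vanishes a.e. outside $\bigcup_{J\in\mathcal J}J^\perp\times J$.

The union is open, hence measurable. In words: $Q$ is built from functions that are each invariant under some $L_J$.

**Step 1: two symmetries give one equation on $g$.** Conjugating $Q(x,\chi)=\int f(x,u)\chi(u)\,du$ and substituting $u\to-u$, reality of $Q$ means $f(x,u)=\overline{f(x,-u)}$ a.e. Self-adjointness, $A(x,x+u)=\overline{A(x+u,x)}$, means $f(x,u)=\overline{f(x+u,-u)}$ a.e. Use the first relation at the point $x+u$: $f(x,u)=f(x+u,u)$ a.e. The transform of $h(\cdot+u)$ is $\eta(u)\hat h(\eta)$, so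
$$g(\eta,u)=\eta(u)\,g(\eta,u)\quad\text{a.e.}$$
Hence $g$ vanishes a.e. outside the closed set $S=\{(\eta,u):\eta(u)=1\}$.

**Step 2: discard the null part of $S$.** By Steinhaus' theorem a closed subgroup of positive Haar measure is open. For $u\in G$ let $C_u=\overline{\langle u\rangle}$. The slice $S_u=\{\eta:\eta(u)=1\}$ equals $C_u^\perp$. It is open iff $\widehat G/C_u^\perp\cong\widehat{C_u}$ is discrete, i.e. iff $C_u$ is compact; otherwise it is null. To see that the set of bad $u$ is measurable, let $V$ be a compact neighborhood of the identity in $\widehat G$. By Tonelli, $u\mapsto\mu(S_u\cap V)$ is measurable. It is positive when $S_u$ is open and zero when $S_u$ is not open. So $\{u:C_u\text{ noncompact}\}$ is measurable, and the part of $S$ above it has measure zero, all its slices being null. In the same way, slicing by $\eta$, the slice $\{u:\eta(u)=1\}=\ker\eta$ is open or null, and the part of $S$ with $\ker\eta$ not open is measurable and null.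

**Step 3: the remaining points lie in some $J^\perp\times J$.** Let $\eta(u)=1$, $C_u$ compact, $\ker\eta$ open. Pick $H_0\in\mathcal J$ and set $J=(H_0\cap\ker\eta)+C_u$. The first summand is compact and open, the second compact; so $J\in\mathcal J$. Clearly $u\in J$. And $\eta$ is $1$ on the first summand, and on $C_u$ by continuity. So $(\eta,u)\in J^\perp\times J$. $\square$

*The case $\mathcal J=\emptyset$.* Steps 1 and 2 did not use $\mathcal J\neq\emptyset$. By the classical structure theorem, $G\cong\mathbb R^n\times G_1$ where $G_1$ has a compact open subgroup. If $\mathcal J(G)=\emptyset$, then $n\ge1$. If $C_u$ is compact, its projection to $\mathbb R^n$ is a compact subgroup, hence $0$; so such $u$ lie in the null set $\{0\}\times G_1$. By Step 2, $S$ is null, so $g=0$ and $A=0$. Hence $\mathcal E_{KD+}=\emptyset$. The same theorem shows that if $G_0$ is compact then $n=0$ and $\mathcal J\neq\emptyset$.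

From now on $\mathcal J\ne\emptyset$.

## 5. Moving a function, not a constant, up the chain

Suppose $\mathcal J=\{J_0\subset\dots\subset J_r\}$ is a finite chain and $Q=KD_A\ge0$. By Lemma 1, cutting $g$ into pieces supported in the sets $J_j^\perp\times J_j$ gives $Q=\sum_jF_j$ with $F_j$ invariant under $L_{J_j}$. If every $F_j$ were $\ge0$ we would be done: $F_j$ would be a nonnegative combination of the indicators $1_c=KD_{\Pi_c}$. But the pieces are not nonnegative. For the qubit, putting all of $\{u=0\}$ into the piece for $\{0\}$ gives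
$$Q(x,\chi_\pm)=F_0(x)+F_1(\chi_\pm),\qquad F_0(x)=A_{xx},\quad F_1(\chi_\pm)=\pm t ,$$
and $F_1$ is negative somewhere unless $t=0$. The decomposition is not unique, though: a constant is invariant under both groups, and moving $|t|$ from $F_0$ to $F_1$ gives exactly the decomposition of Section 1.

So the natural first attempt is to move constants. With three levels this stops working. On $\mathbb Z/4$ take $J_0=\{0\}$, $J_1=\{0,2\}$, and
$$F_0(x)=1,-1,2,0\quad(x=0,1,2,3),$$
together with the following function $F_1$ of $(x\bmod2,k\bmod2)$: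
$$F_1(0,0)=-1,\quad F_1(0,1)=0,\quad F_1(1,0)=1,\quad F_1(1,1)=2 .$$
The sum $Q=F_0+F_1$ is $\ge0$: for even $x$ it is at least $1-1=0$, for odd $x$ at least $-1+1=0$. Moving a constant $\lambda$ would require $F_0-\lambda\ge0$, so $\lambda\le-1$, and $F_1+\lambda\ge0$, so $\lambda\ge1$. Impossible.

But constants are not the only functions invariant under both groups: so is any function of $x\bmod2$. Move $c(x)=\min(F_0(x),F_0(x+2))$, that is, $c=1$ on even $x$ and $c=-1$ on odd $x$. Then $F_0-c=0,0,1,1$, and $F_1+c$ has values $0,1,0,1$. Both are $\ge0$. In general one takes the minimum of the lowest piece over the next subgroup.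

**Lemma 2.** Let $J_0\subset J_1\subset\dots\subset J_r$ be in $\mathcal J$ and let $F_j:X\to\mathbb R$ be $L_{J_j}$-invariant with $\sum_{j=0}^rF_j\ge0$ everywhere. Then there are $L_{J_j}$-invariant functions $P_j\ge0$ with $\sum_jP_j=\sum_jF_j$.

*Proof.* Induction on $r$; for $r=0$ take $P_0=F_0$. Let $r\ge1$ and put
$$c(z)=\min_{s\in J_1}F_0(z+(s,1)).$$
The minimum exists, since $F_0$ is $J_0\times\{1\}$-invariant and $J_1/J_0$ is finite. By construction $c$ is invariant under $J_1\times\{1\}$. It is also invariant under $\{0\}\times J_0^\perp$, because $F_0$ is. So $c$ is invariant under $J_1\times J_0^\perp$, which contains both $L_{J_0}=J_0\times J_0^\perp$ and $L_{J_1}=J_1\times J_1^\perp$. Put $P_0=F_0-c$. It is $\ge0$ (take $s=0$ in the minimum) and $L_{J_0}$-invariant. Put $F_1'=F_1+c$, which is $L_{J_1}$-invariant.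

It remains to see that $F_1'+F_2+\dots+F_r\ge0$. For $j\ge1$, $F_j$ is invariant under $J_1\times\{1\}$, because $J_1\subset J_j$. So these terms pass through the minimum:
$$(F_1'+F_2+\dots+F_r)(z)=\min_{s\in J_1}\sum_{j=0}^rF_j(z+(s,1))\ge0 .$$
Apply the induction hypothesis to $J_1\subset\dots\subset J_r$ and $F_1',F_2,\dots,F_r$. $\square$

The chain was used in the last display: the shift by $J_1$ must leave all other pieces unchanged. For $\mathbb Z/2\times\mathbb Z/2$ and the subgroups $\Gamma_1=\mathbb Z/2\oplus0$, $\Gamma_2=0\oplus\mathbb Z/2$, an $L_{\Gamma_2}$-invariant function depends on the first coordinate of $x$, so it is changed by shifts in $\Gamma_1$, and the argument stops.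

## 6. Chains: proof of Theorem A and of Theorem B(i)

An infinite chain presents a second difficulty: $\mathbb Q_p$ has the compact open subgroups $p^n\mathbb Z_p$, $n\in\mathbb Z$, with no smallest one to start the induction and infinitely many pieces. We therefore cut the chain at both ends. Cutting $g$ down to a subset usually destroys positivity of $Q$. But by (3), restriction of $g$ to $H^\perp\times K$ is an average of translates, and averages preserve both $Q\ge0$ and the property of being a state. To return from the cut chain in trace norm we need one fact about states.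

**Lemma 3.** If states $\rho_n$ converge in HS norm to a state $\rho$, then $\|\rho_n-\rho\|_1\to0$.

*Proof.* Let $\varepsilon>0$ and choose a finite-rank projection $P$ with $\mathrm{Tr}(1-P)\rho<\varepsilon$. Then $\mathrm{Tr}(1-P)\rho_n=1-\mathrm{Tr}P\rho_n\to1-\mathrm{Tr}P\rho<\varepsilon$, and $P\rho_nP\to P\rho P$ in trace norm, since on operators living on the range of $P$ the two norms are equivalent. For any state $\omega$, write $\omega-P\omega P=(1-P)\omega+P\omega(1-P)$ and use the Cauchy–Schwarz inequality $\|ST\|_1\le\|S\|_{HS}\|T\|_{HS}$ with $\omega=\omega^{1/2}\omega^{1/2}$: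
$$\|\omega-P\omega P\|_1\le2\|(1-P)\omega^{1/2}\|_{HS}\|\omega^{1/2}\|_{HS}=2\sqrt{\mathrm{Tr}(1-P)\omega}.$$
Apply this to $\rho_n$ and $\rho$: $\limsup_n\|\rho_n-\rho\|_1\le4\sqrt\varepsilon$. $\square$

Now let $\mathcal J\ne\emptyset$ be totally ordered, $A$ self-adjoint HS, $Q=KD_A\ge0$ a.e., $g=UQ$.

**Step 1: exhaust the chain by finite intervals.** If $H\subset K$ in $\mathcal J$, the members between them correspond to subgroups of the finite group $K/H$, so there are finitely many. Hence, starting from any $J_*\in\mathcal J$, the members above $J_*$ form a finite or infinite increasing sequence, and those below a finite or infinite decreasing one. So $\mathcal J$ is countable, and there are a decreasing sequence $H_n$ and an increasing sequence $K_n$ in $\mathcal J$ (eventually constant at an end that exists) with $H_n\subset K_n$, such that every $J\in\mathcal J$ satisfies $H_n\subset J\subset K_n$ for all large $n$.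

**Step 2: average.** Put $M_n=H_n\times K_n^\perp$ with normalized Haar measure $\lambda_n$, and
$$A_n=\int_{M_n}W(z)AW(z)^*\,d\lambda_n(z)$$
as a Bochner integral in HS norm. The integrand is HS-continuous, since by (1) its KD function is the translate $\tau_zQ$ in $L^2$. So $A_n$ is self-adjoint and $KD_{A_n}=Q_n:=E_{M_n}Q\ge0$. By (3),
$$UQ_n=1_{H_n^\perp\times K_n}\,g .$$

**Step 3: $A_n\to A$ in HS norm.** The sets $H_n^\perp\times K_n$ increase with $n$. If $H_n\subset J\subset K_n$, then $J^\perp\times J\subset H_n^\perp\times K_n$. So they exhaust $\bigcup_JJ^\perp\times J$, outside which $g$ vanishes by Lemma 1. By dominated convergence $UQ_n\to g$ in $L^2$, and $U$ and $KD$ are unitary.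

**Step 4: only finitely many subgroups remain.** Let $H_n=J_0\subsetneq\dots\subsetneq J_r=K_n$ be all members of $\mathcal J$ between $H_n$ and $K_n$. By Lemma 1, $UQ_n$ vanishes a.e. outside $\bigcup_J(J^\perp\cap H_n^\perp)\times(J\cap K_n)$. By total ordering each $J$ is in one of three positions:

* if $J\subset H_n$, its set is $H_n^\perp\times J\subset H_n^\perp\times H_n=J_0^\perp\times J_0$;
* if $J\supset K_n$, its set is $J^\perp\times K_n\subset K_n^\perp\times K_n=J_r^\perp\times J_r$;
* if $H_n\subset J\subset K_n$, its set is $J^\perp\times J$ with $J=J_j$ for some $j$.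

So $UQ_n$ is supported in $\bigcup_{j\le r}J_j^\perp\times J_j$. Cut this union into disjoint measurable pieces $D_j\subset J_j^\perp\times J_j$ and put $F_j=U^{-1}(1_{D_j}UQ_n)$. Then $Q_n=\sum_jF_j$ and, by the consequence of (3), $F_j\in L^2(X)$ is $L_{J_j}$-invariant. As $Q_n$ is real we may replace $F_j$ by $\mathrm{Re}\,F_j$. All these functions are constant on cosets of $M_n$, because $M_n=H_n\times K_n^\perp\subset J_j\times J_j^\perp$. So $Q_n=\sum_jF_j\ge0$ holds everywhere.

**Step 5: decompose into coset states.** Lemma 2 gives $Q_n=\sum_jP_j$ with $P_j\ge0$ and $L_{J_j}$-invariant. Since $0\le P_j\le Q_n$, $P_j\in L^2(X)$. Thus $P_j=\sum_{c\in X/L_{J_j}}p_{j,c}1_c$ with $p_{j,c}\ge0$, a countable sum converging in $L^2$. As $1_c=KD_{\Pi_c}$,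
$$A_n=\sum_{j=0}^r\ \sum_{c\in X/L_{J_j}}p_{j,c}\,\Pi_c\quad\text{in HS norm},\qquad p_{j,c}\ge0 .\tag{4}$$
Hence $A_n\ge0$, and $A=\lim A_n\ge0$. This proves **Theorem B(i)**.

**Step 6: states, in trace norm.** Let $A=\rho\in\mathcal E_{KD+}$ and write $\rho_n=A_n$. The map $z\mapsto W(z)\varphi$ is continuous: translations are continuous in $L^2$, and if $\sigma_n\to\sigma$ then $\sigma_n\varphi\to\sigma\varphi$ by dominated convergence. So $z\mapsto W(z)\rho W(z)^*$ is trace-norm continuous (clear for finite rank, and finite rank operators are dense). The integral in Step 2 is therefore also a trace-norm Bochner integral, and $\rho_n$ is an average of states, hence a state. By (4), for an orthonormal basis $(h_k)$,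
$$1=\mathrm{Tr}\rho_n=\sum_k\sum_{j,c}p_{j,c}\langle h_k,\Pi_ch_k\rangle=\sum_{j,c}p_{j,c},$$
the interchange being allowed as all terms are $\ge0$. So (4) converges in trace norm and $\rho_n\in\mathrm{conv}(\mathcal E^{\rm pure}_{KD+})$: normalize finite partial sums. By Step 3 and Lemma 3, $\rho_n\to\rho$ in trace norm. So $\rho\in\mathrm{conv}(\mathcal E^{\rm pure}_{KD+})$. With the inclusion $\supseteq$ from Section 2, **Theorem A** is proved. $\blacksquare$

## 7. Countable mixtures and extreme points: proof of Theorem B(ii), (iii)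

Keep $\mathcal J\ne\emptyset$ totally ordered. A limit of mixtures need not be a mixture if weight escapes to infinity. The next lemma prevents that. There are countably many coset states; enumerate them without repetition as $\Pi_i=|e_i\rangle\langle e_i|$.

**Lemma 4.** If there are infinitely many coset states, then $e_i\to0$ weakly.

*Proof.* As $\|e_i\|=1$, it suffices to test against nonzero $\varphi\in L^1\cap L^\infty$, which is dense in $L^2$. If $e_i=W(z)\psi_J$ up to a phase, then $|e_i|$ equals $\mu_G(J)^{-1/2}$ on a coset of $J$ and $0$ elsewhere, so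
$$|\langle\varphi,e_i\rangle|\le\min\bigl(\|\varphi\|_1\mu_G(J)^{-1/2},\ \|\varphi\|_\infty\mu_G(J)^{1/2}\bigr).$$
If $|\langle\varphi,e_i\rangle|>\varepsilon$, then $\mu_G(J)$ lies in a fixed compact subinterval of $(0,\infty)$. Only finitely many $J$ in the chain qualify, since $H\subsetneq K$ implies $\mu_G(K)\ge2\mu_G(H)$. For fixed $J$ the vectors of distinct cosets of $L_J$ are orthonormal, as $\mathrm{Tr}\,\Pi_c\Pi_{c'}=\langle1_c,1_{c'}\rangle=0$; by Bessel's inequality only finitely many satisfy $|\langle\varphi,e_i\rangle|>\varepsilon$. $\square$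

**Proof of (ii).** By Section 6, $\rho=\lim_n\rho_n$ in trace norm, with $\rho_n=\sum_ip_i^{(n)}\Pi_i$, $p_i^{(n)}\ge0$, $\sum_ip_i^{(n)}=1$. Pass to a subsequence along which $p_i^{(n)}\to p_i$ for every $i$. If there are finitely many coset states, we are done. Otherwise let $0<\varepsilon$, take a finite-rank projection $P$ with $\mathrm{Tr}(1-P)\rho<\varepsilon$, and by Lemma 4 take $N$ with $\langle e_i,Pe_i\rangle<\varepsilon$ for $i>N$. Put $T_n=\sum_{i>N}p_i^{(n)}\Pi_i\le\rho_n$. For $n$ large,
$$\sum_{i>N}p_i^{(n)}=\mathrm{Tr}\,T_n\le\mathrm{Tr}(1-P)\rho_n+\mathrm{Tr}\,PT_n<\varepsilon+\varepsilon ,$$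
because $\mathrm{Tr}(1-P)\rho_n\to\mathrm{Tr}(1-P)\rho<\varepsilon$ and $\mathrm{Tr}PT_n=\sum_{i>N}p^{(n)}_i\langle e_i,Pe_i\rangle\le\varepsilon$. So the tails are uniformly small (and $\sum_{i>N}p_i\le2\varepsilon$ by Fatou), which gives $p^{(n)}\to p$ in $\ell^1$. Hence $\sum_ip_i=1$, and since $\|\sum_i(p_i^{(n)}-p_i)\Pi_i\|_1\le\|p^{(n)}-p\|_{\ell^1}$, we get $\rho=\sum_ip_i\Pi_i$ in trace norm.

**Proof of (iii).** A pure state is extreme among all states, so each coset state is extreme in $\mathcal E_{KD+}$. Conversely let $\rho=\sum_ip_i\Pi_i$ be extreme, and renumber so that $p_1>0$. If $p_1=1$ then $\rho=\Pi_1$. If $p_1<1$ then $\rho=p_1\Pi_1+(1-p_1)\rho'$ with $\rho'=(1-p_1)^{-1}\sum_{i\ne1}p_i\Pi_i\in\mathcal E_{KD+}$, and extremality gives $\rho=\Pi_1$. Finally, a pure KD-positive state is extreme, hence a coset state. $\blacksquare$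

## 8. Two qubits: an explicit KD-positive state outside the hull

Let $\Gamma$ be a finite abelian group with counting measure. To show that a state is outside the hull we need to know all pure KD-positive states.

**Lemma 5.** On a finite abelian group $\Gamma$, every pure KD-positive state is a coset state.

*Proof.* Let $\|\psi\|=1$ and $\psi(x)\overline{\hat\psi(\chi)\chi(x)}\ge0$ for all $x,\chi$. Let $S,T$ be the supports of $\psi,\hat\psi$. After applying some $W(z)$ we may assume $0\in S$ and $1\in T$. Let $\theta(x),\phi(\chi)\in\mathbb S^1$ be the phases of $\psi,\hat\psi$ on $S,T$. On $S\times T$ the product is positive, so $\chi(x)=\theta(x)\overline{\phi(\chi)}$. With $\chi=1$: $\theta(x)=\phi(1)$ for all $x\in S$. With $x=0$: $\phi(\chi)=\theta(0)=\phi(1)$ for all $\chi\in T$. Hence $\chi(x)=1$ on $S\times T$. Let $J=\langle S\rangle$; then $\emptyset\ne T\subset J^\perp$. Since $\psi$ is supported in $J$, $\hat\psi$ is $J^\perp$-invariant. So $\hat\psi$ is a nonzero constant on $J^\perp$ and $0$ elsewhere, and $\psi$ is a multiple of $1_J$. $\square$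

Now take $\Gamma=\mathbb Z/2\oplus\mathbb Z/2$, with points $(a,b,\alpha,\beta)$ of $\Gamma\times\widehat\Gamma$ and $\chi_{\alpha,\beta}(a,b)=(-1)^{\alpha a+\beta b}$. Let $Z_1|a,b\rangle=(-1)^a|a,b\rangle$, $X_1|a,b\rangle=|a+1,b\rangle$, and $Z_2,X_2$ likewise. Then $\langle x|Z_1=(-1)^a\langle x|$ and $X_1|\chi\rangle=(-1)^\alpha|\chi\rangle$. So the KD function of a product with all $Z$'s on the left and all $X$'s on the right is the product of the corresponding signs $(-1)^a,(-1)^b$ and $(-1)^\alpha,(-1)^\beta$. Put
$$R=Z_1Z_2+X_1Z_2+X_1X_2-Z_1X_2,\qquad D=Z_1Z_2X_1X_2 .$$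
Operators on different qubits commute, so
$$KD_R=(-1)^a\bigl[(-1)^b-(-1)^\beta\bigr]+(-1)^\alpha\bigl[(-1)^b+(-1)^\beta\bigr]=\pm2,$$
as one bracket is $0$ and the other $\pm2$. On the other hand $R=Z_1(Z_2-X_2)+X_1(Z_2+X_2)$, with $(Z_2\mp X_2)^2=2$ and $(Z_2-X_2)(Z_2+X_2)=2Z_2X_2=-(Z_2+X_2)(Z_2-X_2)$, so
$$R^2=4+Z_1X_1\cdot2Z_2X_2+X_1Z_1\cdot(-2Z_2X_2)=4+4D .$$
$D$ is self-adjoint with $D^2=1$ ($Z_1Z_2$ and $X_1X_2$ commute). So $\|R\|\le2\sqrt2$. For $\frac14<s\le\frac1{2\sqrt2}$ let
$$\sigma=\tfrac14(1-sR).$$
Then $\sigma\ge0$, $\mathrm{Tr}\,\sigma=1$, and $KD_\sigma\ge\frac14(1-2s)>0$. So $\sigma\in\mathcal E_{KD+}$.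

**Step 1: a functional that is nonnegative on coset states.** The naive candidate is $\mathrm{Tr}((1+R)\,\cdot)$; it will turn out to need a correction. Take
$$\mathcal T=1+R+D .$$
The $20$ coset states have the form $\Pi_c=\frac14(1+\epsilon V)(1+\epsilon'V')$, with the pairs $(V,V')$ and signs
$$(Z_1,Z_2),\ (X_1,X_2),\ (Z_2,X_1),\ (Z_1,X_2),\ (Z_1Z_2,X_1X_2);$$
by the sign rule the KD functions of these operators are the indicators of the sets where $(a,b)$, $(\alpha,\beta)$, $(b,\alpha)$, $(a,\beta)$, respectively $(b-a,\alpha+\beta)$, are fixed, that is, the cosets of $L_J$ for $J=0,\ \Gamma,\ \mathbb Z/2\oplus0,\ 0\oplus\mathbb Z/2$ and the diagonal. Distinct products of $Z$'s and $X$'s are trace-orthogonal, so $\mathrm{Tr}(\mathcal T\Pi_c)$ is, in this order,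
$$1+\epsilon\epsilon',\quad1+\epsilon\epsilon',\quad1+\epsilon\epsilon',\quad1-\epsilon\epsilon',\quad1+\epsilon+\epsilon'+\epsilon\epsilon'=(1+\epsilon)(1+\epsilon').$$
All are $\ge0$. Without $D$ the last one would be $1+\epsilon+\epsilon'$, equal to $-1$ for $\epsilon=\epsilon'=-1$: the naive candidate is wrong exactly on one coset of the diagonal subgroup.

**Step 2: $\sigma$ violates it.** By trace-orthogonality $\mathrm{Tr}\,R=\mathrm{Tr}\,D=\mathrm{Tr}\,DR=0$ (each product of $D$ with a term of $R$ is, up to sign, another term of $R$), and $\mathrm{Tr}\,R^2=16$. So $\mathrm{Tr}(\mathcal T\sigma)=\frac14(4-16s)=1-4s<0$. By Lemma 5, $\sigma\notin\mathrm{conv}(\mathcal E^{\rm pure}_{KD+})$.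

Here is a way to understand $\mathcal T$ that survives for other primes. The function $KD_{\mathcal T}/16$ is a signed measure on the points $(a,b,\alpha,\beta)$ whose marginals on the four pairs $(a,b),(b,\alpha),(\alpha,\beta),(a,\beta)$ are honest probabilities saying, almost surely, $a=b$, $b=\alpha$, $\alpha=\beta$, but $a\neq\beta$. (The value $\frac1{16}\mathrm{Tr}(\mathcal T\Pi_c)\cdot4$ is the mass of $c$, since summation over the $16$ points is $4$ times integration; it is $\frac14(1\pm\epsilon\epsilon')\in\{0,\frac12\}$ on these cosets.) No nonnegative measure has such marginals, but a signed one does.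

## 9. Two incomparable subgroups: proof of Theorem C

**Step 1: reduction to $\Gamma=\mathbb Z/p\oplus\mathbb Z/q$.** Let $H,K\in\mathcal J$ be incomparable and $N=H\cap K\in\mathcal J$. Then $(H+K)/N=H/N\oplus K/N$, with both summands finite and nonzero. Choose a subgroup of prime order in each. This gives $L\in\mathcal J$ with $N\subset L\subset H+K$ and $\Gamma:=L/N\cong\mathbb Z/p\oplus\mathbb Z/q$, with $p,q$ primes, possibly equal. Put counting measure on $\Gamma$ and let
$$V:\ell^2(\Gamma)\to L^2(G),\qquad(V\varphi)(x)=\mu_G(N)^{-1/2}1_L(x)\varphi(x+N),$$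
an isometry. Integrating over each coset of $N$ we find, for $\chi\in N^\perp$ and $\bar\chi\in\widehat\Gamma$ the character induced by $\chi|_L$, that $\widehat{V\varphi}(\chi)=\mu_G(N)^{1/2}\hat\varphi(\bar\chi)$; for $\chi\notin N^\perp$ it is $0$. The powers of $\mu_G(N)$ cancel in $KD$, and $\chi(x)=\bar\chi(x+N)$ for $x\in L$, so, first for rank-one operators,
$$KD_{VAV^*}(x,\chi)=1_L(x)1_{N^\perp}(\chi)\,KD^\Gamma_A(x+N,\bar\chi).\tag{5}$$
So $V\,\cdot\,V^*$ maps KD-positive states of $\Gamma$ to KD-positive states of $G$.

We also need the other direction: if $KD_\rho\ge0$ then $KD^\Gamma_{V^*\rho V}\ge0$. For $(\gamma,\xi)\in\Gamma\times\widehat\Gamma$ let $Y$ be the operator with $KD^\Gamma_Y=1_{\{(\gamma,\xi)\}}$. By unitarity of $KD^\Gamma$ and of $KD$,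
$$|\Gamma|^{-1}KD^\Gamma_{V^*\rho V}(\gamma,\xi)=\mathrm{Tr}(Y^*V^*\rho V)=\mathrm{Tr}((VYV^*)^*\rho)=\langle KD_{VYV^*},KD_\rho\rangle\ge0,$$
since $KD_{VYV^*}\ge0$ by (5).

Suppose $(\ast)$ holds for $G$, and let $\sigma\in\mathcal E_{KD+}(\Gamma)$. Then $V\sigma V^*$ is a trace-norm limit of finite convex combinations of pure KD-positive $|\psi\rangle\langle\psi|$. Apply $V^*\cdot V$: $\sigma$ is a limit of nonnegative combinations of operators $|V^*\psi\rangle\langle V^*\psi|$, each zero or a positive multiple of a pure KD-positive state of $\Gamma$. So $\sigma$ lies in the closed convex cone $\mathcal C_\Gamma$ generated by $\mathcal E^{\rm pure}_{KD+}(\Gamma)$. It remains to find $\sigma\in\mathcal E_{KD+}(\Gamma)\setminus\mathcal C_\Gamma$.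

**Step 2: coordinates and cosets.** Let $\Gamma_1=\mathbb Z/p\oplus0$, $\Gamma_2=0\oplus\mathbb Z/q$. Points of $\Gamma\times\widehat\Gamma$ are $(a,b,\alpha,\beta)$ with $\chi_{\alpha,\beta}(a,b)=e^{2\pi i(\alpha a/p+\beta b/q)}$. Since $\Gamma_1^\perp=\{\alpha=0\}$ and $\Gamma_2^\perp=\{\beta=0\}$, the groups
$$L_0,\qquad L_{\Gamma_1}=\{(a,0,0,\beta)\},\qquad L_\Gamma,\qquad L_{\Gamma_2}=\{(0,b,\alpha,0)\}$$
have cosets labelled by $(a,b)$, $(b,\alpha)$, $(\alpha,\beta)$, $(a,\beta)$ respectively. If $p\ne q$, the group $\Gamma$ is cyclic of order $pq$ and there are no other subgroups. If $p=q$, the others are $\Delta_t=\{(a,ta)\}$, $t\in\mathbb F_p^\times$, with $\Delta_t^\perp=\{\alpha+t\beta=0\}$; cosets of $L_{\Delta_t}$ are labelled by $(k,l)=(b-ta,\ \alpha+t\beta)$.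

**Step 3: a signed measure with contradictory marginals.** Let $\nu=\frac12 1_{\{0,1\}}$ on $\mathbb Z/p$ or $\mathbb Z/q$ and
$$m_0(a,b)=\tfrac12 1_{\{(0,0),(1,1)\}},\quad m_1(b,\alpha)=\tfrac12 1_{\{(0,0),(1,1)\}},\quad m_\Gamma(\alpha,\beta)=\tfrac12 1_{\{(0,0),(1,1)\}},\quad m_2(a,\beta)=\tfrac12 1_{\{(0,1),(1,0)\}} .$$
All single marginals are $\nu$. Define
$$w=m_0(a,b)\nu(\alpha)\nu(\beta)+m_1(b,\alpha)\nu(a)\nu(\beta)+m_\Gamma(\alpha,\beta)\nu(a)\nu(b)+m_2(a,\beta)\nu(b)\nu(\alpha)-3\nu(a)\nu(b)\nu(\alpha)\nu(\beta).$$
Write $w(c)=\sum_{z\in c}w(z)$. Summing over $\alpha,\beta$ with $a,b$ fixed, the five terms give $m_0(a,b)$, three times $\nu(a)\nu(b)$, and $-3\nu(a)\nu(b)$; the total is $m_0(a,b)$. The same happens for each of the other three pairs: the term carrying that pair gives its table, and the remaining three terms each give the product of two $\nu$'s, because each of them either splits into single marginals or sums to $1$ over the complementary pair. So the sums of $w$ over cosets of $L_0,L_{\Gamma_1},L_\Gamma,L_{\Gamma_2}$ are $m_0,m_1,m_\Gamma,m_2$.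

**Step 4: correction on the diagonals when $p=q$.** The sums over cosets of $L_{\Delta_t}$ may be negative. For $p=q=2$, $\nu$ is constant and $w=\frac18\#-\frac3{16}$, where $\#$ counts how many of $a=b$, $b=\alpha$, $\alpha=\beta$, $a\neq\beta$ hold; on the coset $(k,l)=(1,1)$ the first and third fail and exactly one of the other two holds, so the sum is $4\cdot(-\frac1{16})=-\frac14$. This is the defect seen in Section 8. We repair it without touching the other sums.

Let $s_t(k,l)$ be the sums of $w$ over cosets of $L_{\Delta_t}$, and let $\mu_t(k)=\sum_{b-ta=k}m_0(a,b)$, $\mu_t'(l)=\sum_{\alpha+t\beta=l}m_\Gamma(\alpha,\beta)$, two probability vectors. Summing $w$ over all points with $b-ta=k$ gives $\sum_ls_t(k,l)=\mu_t(k)$; likewise $\sum_ks_t(k,l)=\mu'_t(l)$. So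
$$\kappa_t:=p^{-2}(\mu_t\otimes\mu_t'-s_t)$$
has zero marginals in $k$ and in $l$. Replace $w$ by $w+\sum_t\kappa_t(b-ta,\alpha+t\beta)$. The coset sums of the function $\kappa_t(b-ta,\alpha+t\beta)$ are as follows.

* Over cosets of $L_0$ ($k$ fixed, each $l$ taken $p$ times) and of $L_\Gamma$ ($l$ fixed, each $k$ taken $p$ times): zero, by the zero marginals.
* Over cosets of $L_{\Gamma_1}$ ($a,\beta$ vary) and $L_{\Gamma_2}$ ($b,\alpha$ vary): zero, because $(k,l)$ runs bijectively over $\mathbb F_p^2$, as $t\ne0$.
* Over cosets of $L_{\Delta_{t'}}$, $t'\neq t$: on $b=k'+t'a$, $\alpha=l'-t'\beta$ we have $k=k'+(t'-t)a$ and $l=l'+(t-t')\beta$, again a bijection from pairs $(a,\beta)$ onto $\mathbb F_p^2$; so zero.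
* Over cosets of $L_{\Delta_t}$: $p^2\kappa_t(k,l)=\mu_t(k)\mu_t'(l)-s_t(k,l)$.

So the new $w$ still has sums $m_0,m_1,m_\Gamma,m_2$ over the first four families, and $\mu_t(k)\mu'_t(l)\ge0$ over the cosets of $L_{\Delta_t}$. In all cases
$$w(c)\ge0\quad\text{for every coset }c\text{ of every }L_J,\ J\le\Gamma.\tag{6}$$

**Step 5: a state with room to move.** Let $Z$ be the set of cosets $c$ of $L_0,L_{\Gamma_1},L_\Gamma,L_{\Gamma_2}$ with $w(c)=0$, and $\rho_Z=\sum_{c\in Z}\Pi_c$. We claim two strict inequalities.

First, $KD_{\rho_Z}=\sum_{c\in Z}1_c\ge1$ everywhere. Otherwise some point $(a,b,\alpha,\beta)$ lies in no coset of $Z$, so its four labels are in the supports of $m_0,m_1,m_\Gamma,m_2$. The first three force $a,b,\alpha,\beta$ to be all $0$ or all $1$; the fourth forces $(a,\beta)\in\{(0,1),(1,0)\}$. Contradiction.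

Second, $\rho_Z$ is positive definite. If $\rho_Z\psi=0$, then $\sum_{c\in Z}\langle\psi,\Pi_c\psi\rangle=0$, so $\Pi_c\psi=0$ for all $c\in Z$. The coset of $L_0$ labelled $(a,b)$ gives the vector $|a,b\rangle$, and it is in $Z$ unless $(a,b)\in\{(0,0),(1,1)\}$. So $\psi=c_0|0,0\rangle+c_1|1,1\rangle$. The coset of $L_{\Gamma_1}$ labelled $(b,\alpha)$ gives the vector $e_{b,\alpha}=p^{-1/2}\sum_ae^{2\pi i\alpha a/p}|a,b\rangle$ (apply $W$ with $s=(0,b)$, $\sigma=\chi_{\alpha,0}$ to $\psi_{\Gamma_1}$). The labels $(0,1)$ and $(1,0)$ are in $Z$, and $|\langle e_{0,1},\psi\rangle|=p^{-1/2}|c_0|$, $|\langle e_{1,0},\psi\rangle|=p^{-1/2}|c_1|$. So $\psi=0$.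

**Step 6: step out of the cone.** Let $w_V$ be the orthogonal projection of $w$ onto the real span of all $1_c$ ($c$ a coset of some $L_J$, $J\le\Gamma$). Let $\mathcal W$ be the operator with $KD_{\mathcal W}=w_V$; it is a real combination of the $\Pi_c$, hence self-adjoint. The projection is there to make $\mathcal W$ self-adjoint, and it does not change the pairings with the $1_c$: $\langle w_V,1_c\rangle=\langle w,1_c\rangle=|\Gamma|^{-1}w(c)\ge0$ by (6). Also $w_V\ne0$, since some $w(c)>0$. Put
$$\rho_\varepsilon=\rho_Z-\varepsilon\mathcal W .$$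
For small $\varepsilon>0$, $\rho_\varepsilon$ is positive definite and $KD_{\rho_\varepsilon}\ge1-\varepsilon\|w_V\|_\infty\ge0$, by Step 5. So $\sigma=\rho_\varepsilon/\mathrm{Tr}\rho_\varepsilon\in\mathcal E_{KD+}(\Gamma)$. But $\langle w_V,1_c\rangle=0$ for $c\in Z$, so
$$\langle w_V,KD_{\rho_\varepsilon}\rangle=\sum_{c\in Z}\langle w_V,1_c\rangle-\varepsilon\|w_V\|^2=-\varepsilon\|w_V\|^2<0,$$
whereas $\langle w_V,KD_{\Pi_c}\rangle\ge0$ for all coset states, hence, by Lemma 5 and continuity, for all elements of $\mathcal C_\Gamma$. So $\sigma\notin\mathcal C_\Gamma$, and by Step 1 $(\ast)$ fails for $G$. Together with Theorem A, $(\ast)$ holds iff $\mathcal J(G)$ is totally ordered. $\blacksquare$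

## 10. Which groups have a chain: proof of Proposition D

Recall that $\mathbb Z_p=\varprojlim\mathbb Z/p^n$ is the compact group of $p$-adic integers, $\mathbb Q_p=\bigcup_np^{-n}\mathbb Z_p$ with $\mathbb Z_p$ open, and $\mathbb Z(p^\infty)=\mathbb Q_p/\mathbb Z_p$, a discrete group, the increasing union of its cyclic subgroups of order $p^n$.

**Step 1: removing the identity component.** Let $\mathcal J\ne\emptyset$. Open subgroups are closed, so each contains the connected group $G_0$; hence $G_0$ is compact. (Conversely, if $G_0$ is compact then $\mathcal J\neq\emptyset$, by the quoted equivalence; see also the end of Section 4.) In a compact group the identity component is the intersection of the open subgroups (Hewitt–Ross, *Abstract Harmonic Analysis I*, Thm 7.8). Applied to some $J_*\in\mathcal J$, whose identity component is $G_0$, this gives $\bigcap\mathcal J=G_0$. The set $B=\bigcup\mathcal J$ is an open subgroup, since $J+J'\in\mathcal J$ for $J,J'\in\mathcal J$. As $G_0$ is compact and contained in every $J$, the map $J\mapsto J/G_0$ is an order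 isomorphism of $\mathcal J(G)$ onto $\mathcal J(T)$, $T=B/G_0$; the inverse takes preimages, which are compact because $G_0$ is. Moreover $\bigcup\mathcal J(T)=T$ and $\bigcap\mathcal J(T)=0$.

**Step 2: quotients in a chain.** Let $\mathcal J(T)$ be totally ordered and $H\subset K$ in it. The subgroups of the finite group $K/H$ correspond to members of $\mathcal J(T)$ between $H$ and $K$, so they are totally ordered. Then $K/H$ is cyclic of prime power order: otherwise it has two nontrivial Sylow subgroups or contains some $\mathbb Z/p\times\mathbb Z/p$, and so has incomparable subgroups. The prime $p$ is the same for all pairs $H\ne K$, since two such pairs lie in a common larger interval. Consecutive members have index $p$.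

**Step 3: four cases.** We distinguish whether the chain $\mathcal J(T)$ has a minimum, which must be $\bigcap\mathcal J(T)=0$, and a maximum, which must be $\bigcup\mathcal J(T)=T$.

* Minimum and maximum: $T=T/0$ is finite cyclic of order $p^k$, $k\ge0$ (this includes $T=0$).
* Minimum, no maximum: $\{0\}$ is open, so $T$ is discrete; it is an increasing union of cyclic groups of order $p^n$, so $T\cong\mathbb Z(p^\infty)$.
* Maximum, no minimum: $T$ is compact and the members of the chain are $T=J_0\supset J_1\supset\cdots$ with $T/J_n$ cyclic of order $p^n$. The map $T\to\varprojlim T/J_n$ is injective as $\bigcap J_n=0$, and onto by compactness. The transition maps are surjective, so $T\cong\mathbb Z_p$.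
* Neither: the chain is $(J_i)_{i\in\mathbb Z}$, increasing. By the previous case applied to $J_i$, each $J_i\cong\mathbb Z_p$. As $J_i$ has index $p$ in $J_{i+1}\cong\mathbb Z_p$, it is the unique open subgroup of index $p$, so $J_i=pJ_{i+1}$. Choose a topological generator $g_0$ of $J_0$ and inductively, for $i\ge0$, $g_{i+1}\in J_{i+1}$ with $pg_{i+1}=g_i$. Then $g_{i+1}\notin pJ_{i+1}$, since otherwise $g_{i+1}\in J_i$ and $g_i\in pJ_i$, which is impossible for a generator; so $g_{i+1}$ generates $J_{i+1}$ topologically. The isomorphisms $J_i\to p^{-i}\mathbb Z_p$ taking $g_i$ to $p^{-i}$ are compatible, and the $J_i$ are open with union $T$. So $T\cong\mathbb Q_p$.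

**Step 4: converse.** Let $G_0$ be compact, so $\mathcal J\ne\emptyset$ and Step 1 applies; it suffices that $\mathcal J(T)$ is a chain for each $T$ in the list. For $\mathbb Z/p^k$ the subgroups are a chain, one for each order $p^j$, $j\le k$. A compact subgroup of the discrete group $\mathbb Z(p^\infty)$ is finite, so it lies in one of the cyclic subgroups of order $p^n$; the finite subgroups again form a chain, one for each order $p^n$. An open subgroup of $\mathbb Z_p$ contains some $p^n\mathbb Z_p$, so it comes from a subgroup of $\mathbb Z/p^n$ and equals $p^m\mathbb Z_p$ for some $m\ge0$. A compact open subgroup of $\mathbb Q_p$ lies in some $p^{-N}\mathbb Z_p$, so it equals $p^m\mathbb Z_p$ for some $m\in\mathbb Z$. All these families are totally ordered, and so is the one-element family for $T=0$. $\blacksquare$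

With Theorems A and C this gives the description stated in Section 2: $(\ast)$ holds iff $G$ has no compact open subgroup, or $G_0$ is compact and $B/G_0$ is topologically isomorphic to one of $0,\ \mathbb Z/p^k,\ \mathbb Z_p,\ \mathbb Z(p^\infty),\ \mathbb Q_p$; and in the latter case, by Theorem B(ii), every KD-positive state is a countable convex combination of coset states.
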